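# Uniqueness of the stationary law of a noisy elasto-plastic oscillator

## 1. The stop operator, the oscillator and its invariant measures

Throughout, $b>0$ is fixed, $|\cdot|$ is the max-norm on $\mathbb R^n$, $\|\cdot\|$ is the sup norm of a path on its time interval, and $\lambda_d$ is Lebesgue measure on $\mathbb R^d$.

**Definition 1.1 (stop operator).** Let $Y:[0,T]\to\mathbb R$ be continuous and $|z|\le b$. Then $Z=\Gamma_z(Y)$ is the function $Z\in W^{1,2}(0,T)$ with $Z_0=z$, $|Z_t|\le b$ for all $t$, and, for a.e. $t$,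
$$(\dot Z_t-Y_t)(\phi-Z_t)\ge0\qquad\text{for all }|\phi|\le b. \tag{1}$$

This is the differential inclusion $\dot Z+\partial I_{[-b,b]}(Z)\ni Y$, and it has exactly one solution (H. Brezis, *Opérateurs maximaux monotones*, 1973). Let us unpack (1). If $|Z_t|<b$, then $\phi-Z_t$ takes both signs, so $\dot Z_t=Y_t$. If $Z_t=b$ and $Z$ is differentiable at $t\in(0,T)$, then $Z$ has a maximum there, so $\dot Z_t=0$, and (1) reads $-Y_t(\phi-b)\ge0$ for $\phi\le b$, that is, $Y_t\ge0$. The case $Z_t=-b$ is the mirror image. So for a.e. $t$,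
$$\dot Z_t=Y_t,\qquad\text{or}\qquad |Z_t|=b,\ \dot Z_t=0,\ \operatorname{sign}(Z_t)Y_t\ge0. \tag{2}$$
In words, $Z$ follows the velocity $Y$ until it meets a stop, rests there while $Y$ pushes against the stop, and leaves when $Y$ turns back.

**Example 1.2.** Take $b=1$, $z=0$, $Y_t=2\sin t$ on $[0,2\pi]$. On $[0,\pi]$ the velocity is nonnegative and $Z_t=\min(1,\,2(1-\cos t))$: it reaches $1$ at $t=\pi/3$ and stays there until $\pi$. On $[\pi,2\pi]$ the velocity is nonpositive and $Z_t=\max(-1,\,-1-2\cos t)$: it leaves $1$ at $t=\pi$, reaches $-1$ at $t=3\pi/2$, and stays there. The displacement $X_t=\int_0^tY=2(1-\cos t)$ starts at $0$ and returns to $0$ at $t=2\pi$, where the velocity is again $0$, but $Z$ has moved from $0$ to $-1$. This is hysteresis: $Z$ is not a function of $(X,Y)$.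

We shall use four facts about $\Gamma$.

(S1) If $Z=\Gamma_z(Y)$ and $Z'=\Gamma_{z'}(Y')$, then $|Z_t-Z'_t|\le|z-z'|+\int_0^t|Y_r-Y'_r|\,dr$. Indeed, use (1) for $Z$ with $\phi=Z'_t$ and for $Z'$ with $\phi=Z_t$, and add. This gives $(Z-Z')(\dot Z-\dot Z')\le(Z-Z')(Y-Y')$, hence $\frac{d}{dt}|Z-Z'|\le|Y-Y'|$ a.e.

(S2) $Z$ on $[r,t]$ depends only on $Z_r$ and $Y|_{[r,t]}$. Indeed, the restriction solves the same problem started from $Z_r$, and the solution is unique.

(S3) If $|Z|<b$ on an interval, then $\dot Z=Y$ there, by (2). If $Y\ge0$ on $[r,t]$, then $Z_u=\min(b,\,Z_r+\int_r^uY)$ for $u\in[r,t]$: where the minimum is below $b$ its derivative is $Y$, and where it equals $b$ its derivative is $0$ a.e. and $Y\ge0$, so (1) holds. Symmetrically, if $Y\le0$ on $[r,t]$, then $Z_u=\max(-b,\,Z_r+\int_r^uY)$. Finally, if $z+\int_0^uY\in[-b,b]$ for all $u\le t$, then $Z_u=z+\int_0^uY$ there, because (1) holds with $\dot Z-Y=0$.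

(S4) $\Gamma_{-z}(-Y)=-\Gamma_z(Y)$, because (1) is invariant under a change of all signs.

**Definition 1.3 (the oscillator).** Fix $k>0$, $\alpha\in(0,1)$, $\sigma>0$ and real constants with
$$c_0>0,\quad c_1\le k\alpha,\quad c_2\ge0,\quad d_0\ge c_0,\quad d_1<k\alpha,\quad d_2\ge0 .$$
Let $\mathfrak f:\mathbb R^2\to\mathbb R$ be Lipschitz with, for all $x,y\in\mathbb R$,
$$y\,\mathfrak f(x,y)\le-c_0y^2+c_1xy+c_2,\qquad x\,\mathfrak f(x,y)\le-d_0xy+d_1x^2+d_2. \tag{3}$$
Let $W$ be a standard Wiener process. The oscillator is $\ddot X+k\alpha X+k(1-\alpha)Z=\mathfrak f(X,\dot X)+\sigma\dot W$, where $Z$ is the elastic deformation. Precisely, $\mathbf X=(X,Y,Z)$ takes values in $\bar{\mathcal D}=\mathbb R^2\times[-b,b]$, and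
$$dX=Y\,dt,\qquad dY=F(X,Y,Z)\,dt+\sigma\,dW,\qquad Z=\Gamma_z(Y), \tag{4}$$
$$F(x,y,z)=\mathfrak f(x,y)-k(1-\alpha)z-k\alpha x .$$
We write $\mathbf x=(x,y,z)$, $\mathcal D=\mathbb R^2\times(-b,b)$ and $\mathcal D^\pm=\mathbb R^2\times\{\pm b\}$. The plastic deformation of a state is $\Delta=x-z$, and $\Delta_t=X_t-Z_t$.

**Example 1.4.** Viscous damping $\mathfrak f(x,y)=-c_0y$ satisfies (3) with $c_1=d_1=0$, $d_0=c_0$, $c_2=d_2=0$: here $y\mathfrak f=-c_0y^2$ and $x\mathfrak f=-c_0xy$. As for $\Delta$, in Example 1.2 with $X_0=0$ it is $0$ on $[0,\pi/3]$, equals $1-2\cos t$ on $[\pi/3,\pi]$ and so climbs to $3$, stays at $3$ on $[\pi,3\pi/2]$, and equals $3-2\cos t$ on $[3\pi/2,2\pi]$, ending at $1$. By (S3), $\Delta$ is constant as long as $|Z|<b$. It can change only while $Z$ rests at a stop.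

The function $F$ is globally Lipschitz on $\bar{\mathcal D}$. Much of what follows uses nothing else about it.

**Proposition 1.5 (well-posedness).** Let $F:\bar{\mathcal D}\to\mathbb R$ be globally Lipschitz. For $\mathbf x\in\bar{\mathcal D}$ and continuous $w$ with $w_0=0$, the equation
$$Y_t=y+\int_0^tF\Big(x+\int_0^rY,\;Y_r,\;\Gamma_z(Y)_r\Big)dr+\sigma w_t \tag{5}$$
has a unique continuous solution on $[0,T]$, and it depends continuously on $(\mathbf x,w)$ in the sup norm. Hence $\mathbf X$ is a continuous functional of $(\mathbf x,W)$ and is a Markov process with the Feller property: $P_t$ below maps $C_b(\bar{\mathcal D})$ to itself.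

*Proof.* Let $\Lambda$ be the Lipschitz constant of $F$. For two initial points $\mathbf x,\mathbf x'$ and two paths $Y,Y'$, (S1) shows that the arguments of $F$ at time $r\le T$ differ by at most $|\mathbf x-\mathbf x'|+(1+T)\sup_{u\le r}|Y_u-Y_u'|$. For equal data, the right side of (5) as a map $Y\mapsto\Psi(Y)$ satisfies
$$\sup_{u\le t}|\Psi(Y)_u-\Psi(Y')_u|\le\Lambda(1+T)\int_0^t\sup_{u\le r}|Y_u-Y_u'|\,dr .$$
Iterating $n$ times gives the factor $(\Lambda(1+T)T)^n/n!$, so $\Psi$ has a unique fixed point. For different data, two solutions satisfy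
$$\sup_{u\le t}|Y_u-Y'_u|\le(1+\Lambda T)|\mathbf x-\mathbf x'|+\sigma\|w-w'\|+\Lambda(1+T)\int_0^t\sup_{u\le r}|Y_u-Y'_u|\,dr,$$
and Gronwall's lemma gives continuity of $Y$. Continuity of $X$ and $Z$ follows from (S1). By (S2) the path after time $r$ is the same functional of $\mathbf X_r$ and the increments $W_{r+\cdot}-W_r$, which gives the Markov property. The Feller property follows from continuity in $\mathbf x$ and bounded convergence. $\square$

Let $P_{\mathbf x}$ be the law of $\mathbf X$ started at $\mathbf x$.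

**Definition 1.6 (semigroup, invariant measure).** Put $P_t(\mathbf x,A)=P_{\mathbf x}(\mathbf X_t\in A)$, $P_t\phi(\mathbf x)=\int\phi(\mathbf x')P_t(\mathbf x,d\mathbf x')$ and $(\nu P_t)(A)=\int P_t(\mathbf x,A)\,\nu(d\mathbf x)$. A probability measure $\mu$ on $\bar{\mathcal D}$ is invariant if $\mu P_t=\mu$ for all $t\ge0$.

**Example 1.7.** The equations also make sense for $\sigma=0$. With $\mathfrak f=-c_0y$ and $\sigma=0$, a point $(x,0,z)$ with $|z|\le b$ is at rest as soon as $F(x,0,z)=-k\big((1-\alpha)z+\alpha x\big)=0$. At such a point the Dirac mass is invariant. At the other extreme take $F=0$ and $\sigma>0$, so $Y_t=y+\sigma W_t$. An invariant $\mu$ would satisfy $\mu(|y|\le n)=P_\mu(|Y_t|\le n)\le 2n/(\sigma\sqrt{2\pi t})\to0$ as $t\to\infty$, so there is no invariant probability.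

**Definition 1.8 (the set $\mathcal S$ and the measure $m$).** Let
$$\mathcal S=\mathcal D\cup\{(x,y,b):y>0\}\cup\{(x,y,-b):y<0\}.$$
Let $m$ be equal to $\lambda_3$ on $\mathcal D$, to $\lambda_2(dx\,dy)$ on $\{z=b,y>0\}$ and on $\{z=-b,y<0\}$, and null elsewhere.

For fixed $z$ the map $x\mapsto\Delta=x-z$ is a translation, so in the coordinates $(\Delta,y,z)$
$$m=\lambda_1\otimes m_2,\qquad m_2=\lambda_2|_{\mathbb R\times(-b,b)}+\lambda_1|_{y>0}\otimes\delta_b+\lambda_1|_{y<0}\otimes\delta_{-b}. \tag{6}$$

**Example 1.9.** By (6), $m(\{0<\Delta<1,\ |y|<1\})=1\cdot(4b+1+1)=4b+2$, where the two $1$'s come from the two stops. Every plane $\{\Delta=\text{const}\}$ is $m$-null. The measure $m$ charges both $\mathcal D^+$ and $\mathcal D^-$, and every nonempty open subset of $\bar{\mathcal D}$.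

**Definition 1.10 (strong Feller).** $P_t$ is strong Feller if $P_t\phi$ is continuous for every bounded Borel $\phi$.

**Example 1.11.** The heat semigroup on $\mathbb R$ is strong Feller for $t>0$. The translation semigroup $\phi\mapsto\phi(\cdot+t)$ is Feller but not strong Feller: it maps an indicator function to an indicator function.

## 2. Uniqueness of the invariant law: three theorems

We can now ask: does the oscillator (4) have exactly one invariant probability measure? The problem is posed in Lihong Guo, Harry L. F. Ip, Mingyang Wang, "A PDE approach for the invariant measure of stochastic oscillators with hysteresis", arXiv:2601.07039 (2026), where existence is taken as known through a Lyapunov function argument. Two features stand in the way of the standard theory of diffusions: noise acts only on $Y$, and the motion of $Z$ is not smooth. The answer is yes.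

**Theorem A.** $\mathbf X$ has at most one invariant probability measure; with the known existence, exactly one. The statement "at most one" holds with $F$ replaced by any globally Lipschitz function on $\bar{\mathcal D}$, with no sign condition.

**Theorem B.** Under the assumptions of Definition 1.3 put $\varepsilon_0=c_0/2$ and
$$V(x,y)=\tfrac12y^2+\varepsilon_0xy+\tfrac12(k\alpha-c_1+\varepsilon_0d_0)x^2 .$$
This form is positive definite. For $U=V$, and for $U=e^{\delta V}$ with $\delta>0$ small, there are $C,\gamma>0$ such that the invariant probability $\mu$ satisfies $\int U\,d\mu<\infty$ and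
$$\sup_{|\phi|\le1+U}\Big|P_t\phi(\mathbf x)-\int\phi\,d\mu\Big|\le C(1+U(\mathbf x))e^{-\gamma t}\qquad(t\ge0,\ \mathbf x\in\bar{\mathcal D}).$$

**Theorem C.** Let $F$ be any globally Lipschitz function on $\bar{\mathcal D}$.

1. Any invariant probability $\mu$ is equivalent to $m$. In particular $\operatorname{supp}\mu=\bar{\mathcal D}$ and $\mu(\mathcal D^\pm)>0$.
2. For $\mathbf x\in\mathcal D$ and all $t>0$, $P_t(\mathbf x,\cdot)$ is not absolutely continuous with respect to $m$, and there are $c,\kappa>0$ (depending on $\mathbf x$) with $\sup_A|P_t(\mathbf x,A)-\mu(A)|\ge ce^{-\kappa t}$. So the exponential order in Theorem B cannot be improved.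
3. $P_t$ is not strong Feller for any $t>0$.

## 3. Two cases by hand: no noise, and a linear spring

**No noise.** Example 1.7 already shows that $\sigma>0$ cannot be dropped. For $\sigma=0$ and $\mathfrak f=-c_0y$, every point $(x,0,z)$ with $\alpha x+(1-\alpha)z=0$ and $|z|\le b$ carries an invariant Dirac mass. These points form a whole segment, so uniqueness fails, although (3) holds.

**A linear spring that does not feel $Z$.** Let $F(x,y,z)=-cy-\omega x$ with $c,\omega>0$ and $\sigma>0$. This $F$ is Lipschitz, so it is within the scope of Theorem A. Now $(X,Y)$ is an autonomous linear diffusion: $(X_t,Y_t)$ is $e^{tM}(x,y)$ plus a centered Gaussian vector whose law does not depend on $(x,y)$, with $M=\begin{pmatrix}0&1\\-\omega&-c\end{pmatrix}$ and $e^{tM}\to0$. So $(X,Y)$ has exactly one invariant law $\nu$, the centered Gaussian with covariance $\Sigma=\operatorname{diag}\big(\frac{\sigma^2}{2c\omega},\frac{\sigma^2}{2c}\big)$; one checks $M\Sigma+\Sigma M^{\mathsf T}+\operatorname{diag}(0,\sigma^2)=0$.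

What about $Z$? Let $\mu,\mu'$ be invariant for the triple. Both have $(x,y)$-marginal $\nu$. By disintegration we can start two copies from the same $(X_0,Y_0)\sim\nu$, with $Z_0,Z_0'$ drawn from the two conditional laws, and drive them by the same $W$. Then $(X,Y)$ is common to both for all time. If ever $Y\ge0$ on an interval $[r,t]$ with $\int_r^tY\ge2b$, then (S3) gives $Z_t=Z'_t=b$, and by (S2) the copies agree from then on. This does happen. With $T=1+2b$ let $J_n$ be the event that $Y>1$ on $[nT+1,(n+1)T]$. Its conditional probability given the past up to $nT$ is $f(X_{nT},Y_{nT})$, where $f$ is positive (Wiener measure has full support on paths started at $0$) and lower semicontinuous (the solution depends continuously on its start), hence bounded below on balls. For a closed ball $K_R$ of radius $R$, stationarity gives $P\big((X_{nT},Y_{nT})\in K_R\text{ infinitely often}\big)\ge\nu(K_R)$. On that event the conditional probabilities of the $J_n$ sum to infinity, so by the conditional Borel–Cantelli lemma $J_n$ occurs almost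 surely. Letting $R\to\infty$, the copies merge with probability one, and $\mu=\mu'$.

The argument used that $(X,Y)$ is Markov on its own. In (4) the term $-k(1-\alpha)z$ destroys this: two copies with the same $(x,y)$ and different $z$ have different accelerations at once. Two invariant measures need not, a priori, have the same $(x,y)$-marginal, and there is no common path on which to let $Z$ and $Z'$ merge.

## 4. The frozen plastic deformation

Here is the approach one would try next. A classical criterion says that if $P_t$ is strong Feller for some $t>0$ and every nonempty open set can be reached from every point with positive probability, then there is at most one invariant probability. Reachability looks fine, since noise lets us steer $Y$. So one tries to show that $P_t$ is strong Feller, for instance through a density.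

This fails, and one can see exactly where. Inside $\mathcal D$ the equation is a diffusion with drift field $y\partial_x+F\partial_y+y\partial_z$ and noise field $\sigma\partial_y$. Both annihilate $\Delta=x-z$:
$$(y\partial_x+F\partial_y+y\partial_z)(x-z)=y-y=0,\qquad\sigma\partial_y(x-z)=0 .$$
For smooth $F$ all iterated brackets annihilate $\Delta$ too, so they span at most two dimensions, and Hörmander's condition fails at every point of $\mathcal D$. The probabilistic counterpart is direct. Start at $\mathbf x=(x,0,z)$ with $|z|<b$ and take $w_t=-\sigma^{-1}tF(x,0,z)$. Then (5) has the solution $Y\equiv0$, with $Z\equiv z$. By Proposition 1.5, if $W$ is uniformly close to $w$ on $[0,t]$, then $|Z|<b$ on $[0,t]$ and $\Delta$ stays at its initial value. So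
$$P_{\mathbf x}(\Delta_t=\Delta_0)>0\qquad\text{for every }t>0,$$
although the plane $\{\Delta=\Delta_0\}$ is $m$-null. The law $P_t(\mathbf x,\cdot)$ thus has a part that is singular with respect to $m$ for all time. Section 9 turns this into a proof that $P_t$ is never strong Feller. No argument that needs a full density can work.

What does survive? While $Z$ rests at a stop, $\dot\Delta=Y$, so noise moves $\Delta$ there. This suggests asking for less:

- We do not need a density for the whole law. It suffices that a piece of $P_s(\mathbf x,\cdot)$ dominates, in some sense, Lebesgue measure on a small set $N$, provided $s$ and $N$ are the same for every starting point. Two mutually singular invariant measures would then compete for the same set $N$.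
- To produce that piece, steer the process to a stop, let one noise coordinate move $\Delta$ there, then return to the interior and let two more noise coordinates move $Z$ and $Y$.
- To avoid differentiating through the non-smooth dynamics, first remove $F$ by Girsanov's theorem. The velocity is then $y+\sigma B$, and if $\sigma B$ is split along three well-chosen directions $h_1,h_2,h_3$, the endpoint depends on the three Gaussian coefficients by an exact translation.

The next two sections prepare the tools, and Section 7 carries this out.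

## 5. Removing the drift

**Definition 5.1 (reference process).** Let $B$ be a Brownian motion under $Q$. For $\mathbf x\in\bar{\mathcal D}$ put $Y_t=y+\sigma B_t$, $X_t=x+\int_0^tY$, $Z=\Gamma_z(Y)$, and let $Q_{\mathbf x}$ be the law of $(X,Y,Z)$. It is the process (4) with $F=0$. For example, started from $(0,0,0)$ it has $Z_t=\sigma\int_0^tB$ until that integral first leaves $[-b,b]$.

Since $F$ is Lipschitz, $|F(X_t,Y_t,Z_t)|\le C(1+\sup_{r\le t}|B_r|)$ on $[0,T]$. Hence
$$M_T=\exp\Big(\sigma^{-1}\int_0^TF(\mathbf X)\,dB-\tfrac12\sigma^{-2}\int_0^TF(\mathbf X)^2\,dr\Big)\quad\text{satisfies}\quad E_{Q_{\mathbf x}}M_T=1$$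
(Beneš; Karatzas–Shreve, *Brownian Motion and Stochastic Calculus*, Cor. 3.5.16). By Girsanov's theorem, under $M_T\,dQ_{\mathbf x}$ the process $\tilde W=B-\sigma^{-1}\int_0^\cdot F(\mathbf X)\,dr$ is a Brownian motion, and $Y=y+\int_0^\cdot F(\mathbf X)\,dr+\sigma\tilde W$. By uniqueness in Proposition 1.5,
$$P_{\mathbf x}(G)=E_{Q_{\mathbf x}}[M_T1_G]\qquad\text{for Borel }G\subset C([0,T];\bar{\mathcal D}). \tag{7}$$
As $M_T>0$, the laws $P_{\mathbf x}$ and $Q_{\mathbf x}$ are equivalent on $[0,T]$ for every $T$. Equivalence transfers null sets; to transfer lower bounds we need a quantitative version.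

**Lemma 5.2.** If $G\subset E:=\{\sup_{[0,T]}|Y|\le R\}$, then
$$P_{\mathbf x}(G)\ge e^{-\kappa^2T/\sigma^2}\,Q_{\mathbf x}(G)^2,\qquad\kappa=\sup\{|F(x',y',z')|:|x'|\le|x|+RT,\ |y'|\le R,\ |z'|\le b\}.$$

*Proof.* Write $1_G=M_T^{1/2}1_G\cdot M_T^{-1/2}1_E$ and apply Cauchy–Schwarz and (7):
$$Q_{\mathbf x}(G)^2\le E_{Q_{\mathbf x}}[M_T1_G]\;E_{Q_{\mathbf x}}[M_T^{-1}1_E]=P_{\mathbf x}(G)\;E_{Q_{\mathbf x}}[M_T^{-1}1_E].$$
Put $F^R_t=F(\mathbf X_t)1_{\{\sup_{r\le t}|Y_r|\le R\}}$. When the indicator is $1$ we have $|X_t|\le|x|+RT$, so $|F^R|\le\kappa$. On $E$ the integrands $F(\mathbf X)$ and $F^R$ agree on $[0,T]$, so their stochastic integrals agree a.s. on $E$, and there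
$$M_T^{-1}=\exp\Big(-\sigma^{-1}\int_0^T F^R\,dB-\tfrac12\sigma^{-2}\int_0^T(F^R)^2dr\Big)\cdot\exp\Big(\sigma^{-2}\int_0^T(F^R)^2dr\Big).$$
The first factor has expectation $1$, because $F^R$ is bounded. The second is at most $e^{\kappa^2T/\sigma^2}$. $\square$

## 6. Splitting Brownian motion, and steering the reference path

**Splitting.** Let $h_1,\dots,h_n\in C^2[0,s]$ be linearly independent with $h_i(0)=0$. If $\sum c_ih_i'=0$, then $\sum c_ih_i$ is constant and vanishes at $0$, so all $c_i=0$. Hence the $h_i'$ are linearly independent and the Gram matrix $G_{ij}=\int_0^sh_i'h_j'$ is invertible. For continuous $\psi$ with $\psi(0)=0$ put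
$$\ell(\psi)=G^{-1}\Big(h_i'(s)\psi(s)-\int_0^s\psi h_i''\Big)_i,\qquad\pi\psi=\psi-\sum_i\ell_i(\psi)h_i .$$
Both maps are linear and continuous in the sup norm. For $\psi\in C^1$ the bracket is $\int_0^sh_i'\psi'$, so $\ell(h_j)$ is the $j$-th unit vector.

**Lemma 6.1.** Let $\xi=\ell(\sigma B)$ and $B^\perp=\pi(\sigma B)$, so that $\sigma B=B^\perp+\sum_i\xi_ih_i$ on $[0,s]$. Then $\xi$ has a continuous positive density $g$ on $\mathbb R^n$, $B^\perp$ and $\xi$ are independent, and $Q(\|B^\perp-\pi\psi\|<\epsilon')>0$ for every $\epsilon'>0$ and every continuous $\psi$ with $\psi(0)=0$.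

*Proof.* Integration by parts gives $\xi=\sigma G^{-1}\big(\int_0^sh_i'\,dB\big)_i$. This is centered Gaussian with covariance $\sigma^2G^{-1}GG^{-1}=\sigma^2G^{-1}$, which is nondegenerate. For independence, compute
$$\operatorname{Cov}\Big(\sigma B_t,\int_0^sh_j'\,dB\Big)=\sigma\int_0^th_j'=\sigma h_j(t),$$
$$\operatorname{Cov}\Big(\sum_i\xi_ih_i(t),\int_0^sh_j'\,dB\Big)=\sigma\sum_ih_i(t)(G^{-1}G)_{ij}=\sigma h_j(t).$$
So $B^\perp_t$ is uncorrelated with every $\int h_j'\,dB$, hence with $\xi$. All these variables are jointly Gaussian, so $B^\perp$ and $\xi$ are independent. Finally, $\pi$ is continuous, so $\|\sigma B-\psi\|$ small forces $\|B^\perp-\pi\psi\|<\epsilon'$, and Wiener measure has full support on continuous paths from $0$. $\square$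

**Lemma 6.2 (control).** For every $\mathbf x_0\in\bar{\mathcal D}$, $\Delta'\in\mathbb R$ and $z'\in[-b,b]$ there is a continuous velocity path on $[0,3]$, starting at $y_0$ and ending at $0$, for which $(\Delta_3,Z_3)=(\Delta',z')$.

*Proof.* On $[0,1]$ let $Y$ go linearly from $y_0$ to $0$; call the resulting deformations $\Delta_1$ and $z_1$. On $[1,2]$ and on $[2,3]$ let $Y$ be a multiple of a nonnegative continuous bump of integral $1$ vanishing at the endpoints, so that we only have to choose two displacements. We use (S3).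

If $\Delta'>\Delta_1$, the first displacement is $(b-z_1)+(\Delta'-\Delta_1)$. Then $Z$ rises to $b$ and uses up $b-z_1$; the rest goes into $\Delta$, so $Z_2=b$ and $\Delta_2=\Delta'$. The second displacement $-(b-z')$ brings $Z$ to $z'\ge-b$ without changing $\Delta$.

If $\Delta'<\Delta_1$, do the mirror image: first $-(b+z_1)-(\Delta_1-\Delta')$, then $z'+b$. If $\Delta'=\Delta_1$, the first displacement is $0$ and the second is $z'-z_1$, during which $Z$ moves monotonically inside $[-b,b]$. $\square$

**Comparison of paths.** Let $\mathbf x,\mathbf x_0$ be two initial points and $Y,\hat Y$ two velocity paths on $[0,s]$ with the corresponding initial velocities. By (S1) the differences of $X$ and of $Z$ are at most $|\mathbf x-\mathbf x_0|+s\|Y-\hat Y\|$, and the difference of $\Delta=X-Z$ is at most twice that. So with $L=2(1+s)$,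
$$\text{the differences of }X,\ Y,\ Z,\ \Delta\text{ on }[0,s]\text{ are all}\le L\big(|\mathbf x-\mathbf x_0|+\|Y-\hat Y\|\big). \tag{8}$$

## 7. A local lower bound with a target that does not depend on the start

**Lemma 7.1.** For every $p\in\mathcal S$ there are $s>0$ and a neighborhood $N\subset\mathcal S$ of $p$, relatively open in that one of the three pieces of $\mathcal S$ containing $p$, with $0<m(N)<\infty$, both depending only on $p$, such that: for each $\mathbf x_0\in\bar{\mathcal D}$ there are $\rho,c,R>0$ with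
$$Q_{\mathbf x}\Big(\mathbf X_s\in A,\ \sup_{[0,s]}|Y|\le R\Big)\ge c\,m(A\cap N)\qquad\text{for all }\mathbf x\in\bar{\mathcal D},\ |\mathbf x-\mathbf x_0|<\rho,\text{ and all Borel }A.$$

*Proof, Case 1: $p=(x_p,y_p,z_p)$ with $|z_p|<b$.* Let $\Delta_p=x_p-z_p$.

**Step 1. The route.** This step fixes a reference velocity path from $\mathbf x_0$ to $p$ that spends a full time unit pushing robustly against the upper stop and then ends in the interior. Choose $\theta\in(0,1]$ with $|y_p|\theta/2<b-|z_p|$, and put $t_1=2+2b$ and $s=t_1+4+\theta$. Let $\hat y$ be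

- linear from $y_0$ to $1$ on $[0,1]$;
- equal to $1$ on $[1,t_1+1]$;
- on $[t_1+1,t_1+4]$, the path of Lemma 6.2 leading to $(\Delta,Y,Z)=(\Delta_p,\,0,\,z_p-y_p\theta/2)$;
- linear from $0$ to $y_p$ on $[s-\theta,s]$.

On the last interval the displacement is $y_p\theta/2$ and the reference $\hat Z$ moves monotonically from $z_p-y_p\theta/2$ to $z_p$. So there $|\hat Z|\le b-\delta_p$ with $\delta_p=b-|z_p|-|y_p|\theta/2>0$, and the final state is $p$. The long stretch at velocity $1$ is there because the path of Lemma 6.2 need not touch a stop at all (when $\Delta'=\Delta_1$).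

**Step 2. The directions.** This step chooses three perturbations of the velocity: one moves $\Delta$, one moves $Z$, one moves $Y$. Take smooth functions on $[0,s]$:

- $h_1$ with compact support in $(t_1,t_1+1)$ and $\int h_1=1$;
- $h_2$ with compact support in $(s-\theta,s)$ and $\int h_2=1$;
- $h_3$ vanishing on a neighborhood of $[0,s-\theta]$, with $h_3(s)=1$ and $\int h_3=0$.

They vanish at $0$. If $\sum c_ih_i=0$, then evaluating at $s$ gives $c_3=0$, and the supports of $h_1,h_2$ are disjoint, so $c_1=c_2=0$. Thus they are linearly independent and Lemma 6.1 applies. Let $\hat\psi=\hat y-y_0$, $\hat\xi=\ell(\hat\psi)$ and $H=1+\sum\|h_i\|$.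

**Step 3. A tube of good paths.** This step chooses the tolerances so that every path in the tube has the same sequence of plastic and elastic phases where it matters. For $|\mathbf x-\mathbf x_0|<\rho$ and $\epsilon'\le\epsilon$ consider
$$G=\{\|B^\perp-\pi\hat\psi\|<\epsilon',\ |\xi-\hat\xi|<\epsilon\}.$$
Since $Y-\hat y=(y-y_0)+(B^\perp-\pi\hat\psi)+\sum(\xi_i-\hat\xi_i)h_i$, on $G$ we have $\|Y-\hat y\|\le e:=\rho+\epsilon H$. Choose first $\epsilon$, then $\rho$ and $\epsilon'$, so small that

- (i) $e\le\frac1{2+2b}$ and $e\le\frac12$;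
- (ii) $L(\rho+e)<\delta_p$;
- (iii) $L(2\rho+\epsilon')\le\epsilon/2$.

The numbers $s,L,H,\delta_p$ depend only on $p$, so $\epsilon,\rho,\epsilon'$ can be chosen depending only on $p$. This is the reason why $N$ below will not depend on $\mathbf x_0$.

On $[1,t_1]$, by (i), $Y\ge1-e>0$ and $\int_1^{t_1}Y\ge(1-e)(1+2b)\ge(1+2b)-1=2b$. So by (S3), $Z_{t_1}=b$, whatever $Z_1$ was; and since still $Y\ge1-e>0$ on $[t_1,t_1+1]$, $Z=b$ throughout that interval. By (ii) and (8), $|Z-\hat Z|<\delta_p$, so $|Z|<b$ on $[s-\theta,s]$.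

**Step 4. The endpoint is an exact translation of $\xi$.** This step is where the directions pay off. Fix $\mathbf x$ and a realization $\beta$ of $B^\perp$ with $\|\beta-\pi\hat\psi\|<\epsilon'$, and let $\xi$ vary in $\hat\xi+(-\epsilon,\epsilon)^3$. The velocity is $Y=y+\beta+\sum\xi_ih_i$.

- Up to $t_1$ all $h_i$ vanish, so nothing depends on $\xi$.
- On $[t_1,t_1+1]$, $Z\equiv b$, so $\dot\Delta=Y$ and $\Delta_{t_1+1}=\Delta_{t_1}+\int_{t_1}^{t_1+1}(y+\beta)\,dr+\xi_1$, while $Y_{t_1+1}=y+\beta_{t_1+1}$ and $Z_{t_1+1}=b$ do not depend on $\xi$.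
- On $[t_1+1,s-\theta]$ all $h_i$ vanish, so $Y$, hence by (S2) also $Z$, and the increment of $\Delta$, do not depend on $\xi$.
- On $[s-\theta,s]$, $|Z|<b$, so $\Delta$ is constant, $Z_s=Z_{s-\theta}+\int_{s-\theta}^s(y+\beta)\,dr+\xi_2$ (because $\int h_2=1$, $\int h_3=0$), and $Y_s=y+\beta_s+\xi_3$ (because $h_2(s)=0$, $h_3(s)=1$).

Therefore
$$(\Delta_s,Z_s,Y_s)=a(\mathbf x,\beta)+\xi \tag{9}$$
with $a(\mathbf x,\beta)$ independent of $\xi$.

**Step 5. A common target cube.** This step shows that the translates all cover one fixed cube around $p$. Put $p^*=(\Delta_p,z_p,y_p)$. For $\xi=\hat\xi$ the velocity path differs from $\hat y$ by at most $\rho+\epsilon'$, so (8) and (iii) give $|a(\mathbf x,\beta)+\hat\xi-p^*|\le L(2\rho+\epsilon')\le\epsilon/2$. Hence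
$$a(\mathbf x,\beta)+\hat\xi+(-\epsilon,\epsilon)^3\supset p^*+\big(-\tfrac\epsilon2,\tfrac\epsilon2\big)^3 .$$
Let $N$ be the set of states whose $(\Delta,z,y)$ lies in the cube on the right. By (ii), $\epsilon\le e<\delta_p$, so $|z|<b$ on $N$; thus $N\subset\mathcal D$ is an open neighborhood of $p$ with $m(N)=\epsilon^3$, and $s,N$ depend only on $p$.

**Step 6. The bound.** This step integrates over $\xi$ and then over $B^\perp$. The map $(\Delta,z,y)\mapsto(\Delta+z,y,z)$ preserves $\lambda_3$. By independence of $B^\perp$ and $\xi$ and by (9),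
$$Q_{\mathbf x}(\mathbf X_s\in A,\ G)\ge Q(\|B^\perp-\pi\hat\psi\|<\epsilon')\cdot\inf_{\hat\xi+(-\epsilon,\epsilon)^3}g\cdot\lambda_3(A\cap N).$$
By Lemma 6.1 the constant is positive, and it does not depend on $\mathbf x$ (it does depend on $\mathbf x_0$, which is allowed). On $G$, $|Y|\le R:=\|\hat y\|+1$.

*Case 2: $p=(x_p,y_p,b)$ with $y_p>0$.* Now the target is two-dimensional and we end at the stop. Let $s=5$ and $\Delta_p=x_p-b$. The reference path is: on $[0,3]$ the path of Lemma 6.2 leading to $(\Delta,Y,Z)=(\Delta_p-\frac32y_p,\,0,\,b)$; on $[3,4]$ linear from $0$ to $y_p$; on $[4,5]$ equal to $y_p$. On $[3,5]$ the velocity is nonnegative, so $\hat Z=b$ and $\Delta$ gains $\frac12y_p+y_p$; the final state is $p$.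

Use two directions: $h_1$ smooth with compact support in $(4,5)$ and $\int h_1=1$; $h_3$ smooth, vanishing on a neighborhood of $[0,4]$, with $h_3(5)=1$ and $\int h_3=0$. They are linearly independent, as before. With $\hat\psi,\hat\xi,H,G,e$ defined as in Case 1, choose first $\epsilon$ and then $\rho,\epsilon'\ (\le\epsilon)$, depending only on $p$, such that
$$e\le\min\big(\tfrac12,\tfrac{y_p}4\big),\qquad L(\rho+e)\le\tfrac{y_p}8,\qquad L(2\rho+\epsilon')\le\tfrac\epsilon2 .$$
On $G$: by (8), $Z_{7/2}\ge b-\frac{y_p}8$. On $[\frac72,4]$ the reference velocity is at least $\frac{y_p}2$, so $Y\ge\frac{y_p}4$ and $\int_{7/2}^4Y\ge\frac{y_p}8$; hence $Z_4=b$. On $[4,5]$, $Y\ge\frac34y_p>0$, so $Z=b$. For fixed $\mathbf x,\beta$ the path up to time $4$ does not depend on $\xi=(\xi_1,\xi_3)$, and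
$$\Delta_5=\Delta_4+\int_4^5(y+\beta)\,dr+\xi_1,\qquad Y_5=y+\beta_5+\xi_3,\qquad Z_5=b .$$
So $(\Delta_5,Y_5)=a(\mathbf x,\beta)+\xi$, and as in Step 5, with $p^*=(\Delta_p,y_p)$, the translates all cover the square $p^*+(-\frac\epsilon2,\frac\epsilon2)^2$. Let $N$ be the set of states $(\Delta+b,y,b)$ with $(\Delta,y)$ in this square. As $\epsilon\le e\le\frac{y_p}4$, we have $y>0$ on $N$, and $m(N)=\epsilon^2$. Since $(\Delta,y)\mapsto(\Delta+b,y)$ preserves $\lambda_2$, Step 6 applies with $\lambda_2$ and gives
$$Q_{\mathbf x}(\mathbf X_5\in A,\ G)\ge Q(\|B^\perp-\pi\hat\psi\|<\epsilon')\cdot\inf_{\hat\xi+(-\epsilon,\epsilon)^2}g\cdot m(A\cap N),$$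
and $|Y|\le R:=\|\hat y\|+1$ on $G$.

*Case 3: $p=(x_p,y_p,-b)$ with $y_p<0$.* By (S4) and the symmetry of $B$, the map $\mathbf x\mapsto-\mathbf x$ takes $Q_{\mathbf x}$ to $Q_{-\mathbf x}$, and it preserves $m$. Apply Case 2 to $-p$ and put $N(p)=-N(-p)$, $s(p)=5$. $\square$

**Corollary 7.2.** Let $s,N$ be as in Lemma 7.1 for some $p\in\mathcal S$. For every compact $K\subset\bar{\mathcal D}$ there is $c_K>0$ with
$$P_s(\mathbf x,A)\ge c_K\,m(A\cap N)^2\qquad\text{for all }\mathbf x\in K\text{ and all Borel }A. \tag{10}$$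
In particular, $m(A\cap N)>0$ implies $P_s(\mathbf x,A)>0$ for every $\mathbf x\in\bar{\mathcal D}$.

*Proof.* Cover $K$ by finitely many balls $\{|\mathbf x-\mathbf x_0|<\rho\}$ from Lemma 7.1. On each, apply Lemma 5.2 with $T=s$ to the event $\{\mathbf X_s\in A,\ \sup_{[0,s]}|Y|\le R\}$. The constant $\kappa$ there is bounded, because $|x|$ is bounded on $K$. Take the smallest of the finitely many constants $c^2e^{-\kappa^2s/\sigma^2}$. $\square$

The right side of (10) is a square, hence not a measure in $A$. The next two sections only use which sets it makes positive, and how large it is for sets that fill half of $N$.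

## 8. Theorems A and B: competing for $N$, then contraction

### 8.1 Singular invariant measures and Theorem A

Take $p=(0,0,0)$ with its $s,N$, and put $P=P_s$. We show that even the single kernel $P$ has at most one invariant probability.

**Step 1. From two invariant measures to two singular ones.** This step replaces arbitrary competitors by competitors living on disjoint sets. Suppose $\mu_1\ne\mu_2$ are $P$-invariant probabilities. Let $\eta=\mu_1-\mu_2$, so $\eta=\eta P$, and let $\mathcal H$ be a Hahn set for $\eta^+$. For Borel $A$,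
$$\eta^+(A)=\eta(A\cap\mathcal H)=(\eta P)(A\cap\mathcal H)\le(\eta^+P)(A\cap\mathcal H)\le(\eta^+P)(A).$$
The measures $\eta^+$ and $\eta^+P$ have the same total mass, so $\eta^+=\eta^+P$. Likewise $\eta^-=\eta^-P$. Since $\eta(\bar{\mathcal D})=0$ and $\eta\ne0$, both are nonzero. Normalizing gives $P$-invariant probabilities $\pi_1,\pi_2$ and a Borel set $A$ with $\pi_1(A)=1$, $\pi_2(A)=0$.

**Step 2. The contradiction.** This step uses that both competitors are forced to charge $N$. From $0=\pi_1(A^c)=\int P(\mathbf x,A^c)\,\pi_1(d\mathbf x)$ there is a point $\mathbf x$ with $P(\mathbf x,A^c)=0$, so $m(A^c\cap N)=0$ by Corollary 7.2. From $0=\pi_2(A)=\int P(\mathbf x,A)\,\pi_2(d\mathbf x)$ likewise $m(A\cap N)=0$. Hence $m(N)=0$, a contradiction.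

A measure invariant for all $P_t$ is invariant for $P_s$, so $(P_t)$ has at most one invariant probability. Only $\sigma>0$ and the Lipschitz property of $F$ were used. Under the assumptions of Definition 1.3 existence is known (and is proved again in Step 6 below), which gives exactly one. This proves Theorem A. $\blacksquare$

Note the role of Lemma 7.1: the two points $\mathbf x$ in Step 2 are unrelated, so it is essential that they share the same $N$.

### 8.2 Lyapunov functions

From here to the end of Section 8 the assumptions (3) are in force.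

**Step 1. A drift inequality for $V$.** This step shows that on average $V$ decreases when it is large. The form $V$ is positive definite because
$$k\alpha-c_1+\varepsilon_0d_0-\varepsilon_0^2\ge\varepsilon_0(c_0-\varepsilon_0)=c_0^2/4>0 .$$
Functions of $(x,y)$ do not see $Z$ except through $F$, so Itô's formula involves $\mathcal L=y\partial_x+F\partial_y+\frac{\sigma^2}2\partial_y^2$. With $V_x=\varepsilon_0y+(k\alpha-c_1+\varepsilon_0d_0)x$, $V_y=y+\varepsilon_0x$, $V_{yy}=1$,
$$\begin{aligned}\mathcal LV&=\varepsilon_0y^2+(k\alpha-c_1+\varepsilon_0d_0)xy+y\mathfrak f+\varepsilon_0x\mathfrak f-k\alpha xy-\varepsilon_0k\alpha x^2-k(1-\alpha)z(y+\varepsilon_0x)+\tfrac{\sigma^2}2\\&\le-(c_0-\varepsilon_0)y^2-\varepsilon_0(k\alpha-d_1)x^2+k(1-\alpha)b(|y|+\varepsilon_0|x|)+c_2+\varepsilon_0d_2+\tfrac{\sigma^2}2 .\end{aligned}$$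
Here (3) was inserted, and the coefficients of $xy$ add up to $(k\alpha-c_1+\varepsilon_0d_0)+c_1-\varepsilon_0d_0-k\alpha=0$. Since $c_0-\varepsilon_0>0$ and $k\alpha-d_1>0$, the quadratic terms dominate the linear ones, and $V$ is at most a multiple of $x^2+y^2$. So $\mathcal LV\le-\lambda V+C_0$ for some $\lambda,C_0>0$.

**Step 2. The exponential of $V$.** This step gives the same inequality for $e^{\delta V}$. We have $\mathcal Le^{\delta V}=\delta e^{\delta V}\big(\mathcal LV+\frac{\delta\sigma^2}2V_y^2\big)$ and $V_y^2\le C'V$. If $\delta\sigma^2C'\le\lambda$, then $\mathcal Le^{\delta V}\le\delta e^{\delta V}(C_0-\frac\lambda2V)$. Where $C_0-\frac\lambda2V\le-1$ this is at most $-\delta e^{\delta V}$; elsewhere $V$ is bounded. So $\mathcal Le^{\delta V}\le-\delta e^{\delta V}+C_1$.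

**Step 3. The moment bound.** This step integrates the inequality. For $U=V$ and $U=e^{\delta V}$ we now have $U\ge0$, $\mathcal LU\le-\lambda_UU+C_U$ with $\lambda_U>0$, and $\{U\le r\}$ is compact in $\bar{\mathcal D}$. By Itô's formula for $e^{\lambda_Ut}U(X_t,Y_t)$, stopped at the exit time $\tau_n$ of $(X,Y)$ from the ball of radius $n$ (there the stochastic integral has bounded integrand),
$$E_{\mathbf x}\big[e^{\lambda_U(t\wedge\tau_n)}U(\mathbf X_{t\wedge\tau_n})\big]\le U(\mathbf x)+C_U\int_0^te^{\lambda_Ur}\,dr .$$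
Let $n\to\infty$ and use Fatou's lemma:
$$P_tU\le e^{-\lambda_Ut}U+K,\qquad K=C_U/\lambda_U, \tag{11}$$
and we may take $K>0$.

**Step 4. Integrability.** This step shows $\int U\,d\mu\le K$ for any invariant $\mu$. Since $u\mapsto u\wedge n$ is concave, Jensen's inequality and (11) give
$$\int U\wedge n\,d\mu=\int P_t(U\wedge n)\,d\mu\le\int(P_tU)\wedge n\,d\mu\le\int(e^{-\lambda_Ut}U+K)\wedge n\,d\mu .$$
As $t\to\infty$ the right side tends to $K\wedge n$ by dominated convergence. Now let $n\to\infty$.

### 8.3 Contraction in a weighted seminorm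

We follow Hairer–Mattingly's proof of Harris' theorem, with (10) in place of a minorization by a measure. Keep $s,N,P$ of Section 8.1, and put $\gamma_0=e^{-\lambda_Us}$, $r=4K/(1-\gamma_0)$, $K_r=\{U\le r\}$.

**Step 5. One-step contraction.** This step shows that $P$ shrinks a suitable seminorm by a fixed factor.

First, overlap on $K_r$. Let $a=\min\big(\frac14c_{K_r}m(N)^2,\frac12\big)$. For each Borel $A$, either $m(A\cap N)\ge\frac12m(N)$ or $m(A^c\cap N)\ge\frac12m(N)$. By (10), in the first case $P(\mathbf x,A)\ge a$ for all $\mathbf x\in K_r$; in the second $P(\mathbf x,A)\le1-a$ for all $\mathbf x\in K_r$. Either way $|P(\mathbf x,A)-P(\mathbf x',A)|\le1-a$ for $\mathbf x,\mathbf x'\in K_r$. The difference of two probabilities has positive and negative parts of equal mass, the supremum of this quantity over $A$, so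
$$|P\phi(\mathbf x)-P\phi(\mathbf x')|\le2(1-a)\qquad\text{if }|\phi|\le1,\ \mathbf x,\mathbf x'\in K_r. \tag{12}$$

Next, the seminorm. Put $\beta=a/(\gamma_0r+2K)$, and for $\mathbf x\ne\mathbf x'$
$$d(\mathbf x,\mathbf x')=2+\beta U(\mathbf x)+\beta U(\mathbf x'),\qquad\|\phi\|_d=\sup_{\mathbf x\ne\mathbf x'}\frac{|\phi(\mathbf x)-\phi(\mathbf x')|}{d(\mathbf x,\mathbf x')}$$
for Borel $\phi$. We claim $\|P\phi\|_d\le\gamma_1\|\phi\|_d$ with some $\gamma_1<1$.

Let $\|\phi\|_d\le1$ and $q=\inf(1+\beta U-\phi)$. Then $\phi+q\le1+\beta U$, and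
$$\phi(\mathbf x)+q=\inf_{\mathbf x'}\big(\phi(\mathbf x)-\phi(\mathbf x')+1+\beta U(\mathbf x')\big)\ge-1-\beta U(\mathbf x),$$
because $\phi(\mathbf x)-\phi(\mathbf x')\ge-d(\mathbf x,\mathbf x')$ for $\mathbf x'\ne\mathbf x$, and for $\mathbf x'=\mathbf x$ the expression is positive. So $q$ is finite. Adding a constant to $\phi$ changes neither side of the claim, so we may assume $|\phi|\le1+\beta U$. Let $\mathbf x\ne\mathbf x'$ and $w=U(\mathbf x)+U(\mathbf x')$.

If $w\ge r$: by (11) and $2K=\frac{1-\gamma_0}2r\le\frac{1-\gamma_0}2w$,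
$$|P\phi(\mathbf x)-P\phi(\mathbf x')|\le2+\beta(\gamma_0w+2K)\le2+\tfrac{1+\gamma_0}2\beta w\le\gamma_2(2+\beta w),\qquad\gamma_2=\frac{2+\frac{1+\gamma_0}2\beta r}{2+\beta r}<1,$$
since $\big(2+\frac{1+\gamma_0}2\beta w\big)/(2+\beta w)$ decreases in $w$.

If $w<r$: then $\mathbf x,\mathbf x'\in K_r$. Write $\phi=\phi_1+\phi_2$ with $\phi_1=(\phi\wedge1)\vee(-1)$, so $|\phi_2|\le\beta U$. By (12) and (11),
$$|P\phi(\mathbf x)-P\phi(\mathbf x')|\le2(1-a)+\beta(\gamma_0w+2K)\le2(1-a)+a=2-a\le\big(1-\tfrac a2\big)d(\mathbf x,\mathbf x').$$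
So $\gamma_1=\max(\gamma_2,1-\frac a2)$ works.

Iterating, and integrating against $\nu_1\otimes\nu_2$ for probabilities with $\int U\,d\nu_i<\infty$: if $|\phi|\le1+\beta U$, then $\|\phi\|_d\le1$ and
$$|\nu_1P_{ns}\phi-\nu_2P_{ns}\phi|\le\gamma_1^n\Big(2+\beta\int U\,d\nu_1+\beta\int U\,d\nu_2\Big). \tag{13}$$

**Step 6. Existence.** This step recovers the known existence. Take $\nu_1=\delta_{\mathbf x}$ and $\nu_2=P_{js}(\mathbf x,\cdot)$; by (11), $\int U\,d\nu_2\le U(\mathbf x)+K$. So (13) shows that $P_{ns}(\mathbf x,\cdot)$ is Cauchy in total variation. Its limit $\mu$ satisfies $\mu P_s=\mu$. For every $t$, $(\mu P_t)P_s=(\mu P_s)P_t=\mu P_t$, so $\mu P_t$ is also $P_s$-invariant, and Section 8.1 gives $\mu P_t=\mu$.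

**Step 7. The rate.** This step passes from multiples of $s$ to all times. Let $t=ns+t'$ with $0\le t'<s$. Use (13) with $\nu_1=P_{t'}(\mathbf x,\cdot)$, for which $\int U\,d\nu_1\le U(\mathbf x)+K$, and $\nu_2=\mu$, for which $\int U\,d\mu\le K$ by Step 4. If $|\phi|\le1+U$, then $|\phi|\le\max(1,\beta^{-1})(1+\beta U)$. Hence
$$\Big|P_t\phi(\mathbf x)-\int\phi\,d\mu\Big|\le\max(1,\beta^{-1})\,\gamma_1^n\big(2+\beta U(\mathbf x)+2\beta K\big).$$
Since $n>t/s-1$, $\gamma_1^n\le\gamma_1^{-1}e^{-\gamma t}$ with $\gamma=-s^{-1}\ln\gamma_1>0$. This proves Theorem B. $\blacksquare$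

## 9. Theorem C: equivalence to $m$, and the mass that stays on a plane

Now $F$ is again any globally Lipschitz function. Let $\tau=\inf\{t:\Delta_t\ne\Delta_0\}$, the first time of plastic motion. The next lemma says that the singular part found in Section 4 is the only one: once $\Delta$ has moved, the law is absolutely continuous.

**Lemma 9.1.** If $m(A)=0$, then $P_{\mathbf x}(\mathbf X_t\in A,\ \tau<t)=0$ for all $\mathbf x\in\bar{\mathcal D}$, $t>0$.

*Proof.* By continuity $\{\tau<t\}=\bigcup_{r<t,\,r\in\mathbb Q}\{\Delta_r\ne\Delta_0\}$, so the event depends on the path on $[0,t]$. By Section 5, $P_{\mathbf x}$ and $Q_{\mathbf x}$ have the same null sets there. We work under $Q_{\mathbf x}$.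

**Step 1. The pair $(Y_t,Z_t)$.** This step shows that the law of $(Y_t,Z_t)$ is absolutely continuous with respect to $m_2$. Almost surely $Y_t\ne0$. If $Y_t<0$, then $Y<0$ on some $[t-\epsilon,t]$, and by (S3) $Z_t=\max\big(-b,Z_{t-\epsilon}+\int_{t-\epsilon}^tY\big)<b$. Symmetrically, $Y_t>0$ gives $Z_t>-b$. So a.s. $Y_t>0$ on $\{Z_t=b\}$ and $Y_t<0$ on $\{Z_t=-b\}$, and $Y_t$ has a density. On $\{|Z_t|<b\}$ there is a rational $r\in[0,t)$ with $|Z|<b$ on $[r,t]$, so that $Z_t=Z_r+\int_r^tY$. Given the past up to $r$, the vector $(Y_t,\,Z_r+\int_r^tY)$ is Gaussian, and with $h=t-r$ its covariance is $\sigma^2\begin{pmatrix}h&h^2/2\\h^2/2&h^3/3\end{pmatrix}$, of determinant $\sigma^4h^4/12>0$. So it charges no $\lambda_2$-null set. Sum over the countably many $r$.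

**Step 2. Catching a plastic interval.** This step reduces the claim to countably many events. Suppose $\tau<t$. As $\Delta_u-\Delta_0=\int_0^u(Y-\dot Z)\,dr$, the set $\{u<t:\dot Z_u\ne Y_u\}$ has positive measure. By (2) it contains some $u\in(0,t)$ with $|Z_u|=b$, $\dot Z_u=0$, $\operatorname{sign}(Z_u)Y_u\ge0$, and $Y_u\ne\dot Z_u=0$ gives $\operatorname{sign}(Z_u)Y_u>0$. By continuity $Y$ keeps its sign on some $[u,u+\eta]\subset[u,t)$, and by (S3) $Z$ stays at the stop there. So for rationals $r_1<r_2$ in $(u,u+\eta)$ one of the events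
$$G^\pm_{r_1r_2}=\{Z=\pm b,\ \pm Y>0\text{ on }[r_1,r_2]\}$$
occurs. By (S4) it suffices to treat $G=G^+_{r_1r_2}$ with fixed $r_1<r_2$ in $(0,t)$.

**Step 3. One Gaussian coordinate moves $\Delta_t$ and nothing else.** This step concludes by Fubini's theorem. Take $h\in C^2$ with compact support in $(r_1,r_2)$ and $\int h=1$, and split $\sigma B=B^\perp+\xi h$ on $[0,t]$ by Lemma 6.1. Fix $B^\perp$ and let $I$ be the set of $\xi$ for which $G$ holds. For $\xi\in I$ the path before $r_1$ does not depend on $\xi$; $Z=b$ on $[r_1,r_2]$, so $\Delta$ gains $\int_{r_1}^{r_2}(y+B^\perp)\,dr+\xi$; and after $r_2$ the velocity, hence by (S2) also $Z$ and the increment of $\Delta$, do not depend on $\xi$. So for $\xi\in I$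
$$(Y_t,Z_t)=(y^*,z^*),\qquad\Delta_t=\Delta^*+\xi,$$
with $y^*,z^*,\Delta^*$ independent of $\xi\in I$. Write $A$ in the coordinates $(\Delta,y,z)$, let $A_{(y,z)}$ be its $\Delta$-sections and $\mathcal N=\{(y,z):\lambda_1(A_{(y,z)})>0\}$. By (6) and $m(A)=0$, $m_2(\mathcal N)=0$, so by Step 1 $(Y_t,Z_t)\notin\mathcal N$ a.s. Therefore
$$Q_{\mathbf x}(\mathbf X_t\in A,\ G)=E\int_Ig(\xi)\,1\{(y^*,z^*)\notin\mathcal N\}\,1\{\Delta^*+\xi\in A_{(y^*,z^*)}\}\,d\xi=0,$$
since $A_{(y^*,z^*)}$ is $\lambda_1$-null when $(y^*,z^*)\notin\mathcal N$. $\square$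

### 9.1 Part 1: $\mu$ is equivalent to $m$

**Step 1. $m\ll\mu$.** This step uses Lemma 7.1 at every $p\in\mathcal S$. Let $m(A)>0$. Each of the three pieces of $\mathcal S$ is a separable metric space, so by Lindelöf's theorem countably many sets $N(p)$ cover $\mathcal S$. As $m$ is null off $\mathcal S$, some $m(A\cap N(p))>0$. By Corollary 7.2, $P_{s(p)}(\mathbf x,A)>0$ for every $\mathbf x$, so $\mu(A)=\int P_{s(p)}(\mathbf x,A)\,\mu(d\mathbf x)>0$.

**Step 2. $\mu\ll m$, reduced to $\tau<\infty$.** This step uses Lemma 9.1. Let $m(A)=0$. For every $t>0$,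
$$\mu(A)=P_\mu(\mathbf X_t\in A)\le P_\mu(\mathbf X_t\in A,\tau<t)+P_\mu(\tau\ge t)=P_\mu(\tau\ge t).$$
Letting $t\to\infty$, it suffices to show $P_\mu(\tau=\infty)=0$.

**Step 3. Plastic motion occurs almost surely.** This step rules out a stationary path that is elastic forever. Let $s,N$ be as in Section 8.1 and $K_R=\{\mathbf x\in\bar{\mathcal D}:|\mathbf x|\le R\}$. Planes $\{\Delta=\text{const}\}$ are $m$-null, so (10) gives, for $\mathbf x\in K_R$ with plastic deformation $\Delta_0$,
$$P_{\mathbf x}(\tau<\infty)\ge P_s(\mathbf x,\{\Delta\ne\Delta_0\})\ge c_{K_R}m(N)^2=:\delta_R>0 .$$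
On the event that $\Delta$ has not moved up to time $n$, the Markov property gives $P_\mu(\tau<\infty\mid\mathcal F_n)=P_{\mathbf X_n}(\tau<\infty)$. By Lévy's 0–1 law the left side tends a.s. to $1_{\{\tau<\infty\}}$. So on $\{\tau=\infty\}$, $P_{\mathbf X_n}(\tau<\infty)\to0$ a.s., and therefore $\mathbf X_n\in K_R$ only finitely often. On the other hand
$$P_\mu(\mathbf X_n\in K_R\text{ infinitely often})\ge\limsup_nP_\mu(\mathbf X_n\in K_R)=\mu(K_R).$$
Hence $P_\mu(\tau=\infty)\le1-\mu(K_R)\to0$ as $R\to\infty$.

So $\mu$ and $m$ are equivalent. Since $m$ charges every nonempty open subset of $\bar{\mathcal D}$ and both $\mathcal D^\pm$ (Example 1.9), $\operatorname{supp}\mu=\bar{\mathcal D}$ and $\mu(\mathcal D^\pm)>0$.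

### 9.2 Part 2: exponentially small mass stays on the plane

Let $\mathbf x\in\mathcal D$ have plastic deformation $\Delta_0$. Put
$$K_0=\{(\Delta_0+\zeta,\eta,\zeta):|\eta|\le1,\ |\zeta|\le\tfrac b2\},$$
and let $G^\circ$ be the set of paths in $C([0,1];\bar{\mathcal D})$ with $|Z|<b$ on $[0,1]$, $|Y_1|<1$, $|Z_1|<\frac b2$. This set is open.

**Step 1. $P_{\mathbf q}(G^\circ)>0$ for every $\mathbf q=(q_1,q_2,q_3)\in\mathcal D$.** This step shows that one elastic unit of time is always possible. Consider a velocity path that goes linearly from $q_2$ to $0$ in a time so short that the displacement is less than $b-|q_3|$ in absolute value, and then brings $Z$ monotonically to $0$ with $Y_1=0$. Along it $|Z|<b$ throughout. By (8), with equal initial points, velocity paths uniformly close to it give paths in $G^\circ$. Since Wiener measure has full support, $Q_{\mathbf q}(G^\circ)>0$, and $P_{\mathbf q}(G^\circ)>0$ by equivalence.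

**Step 2. A uniform bound on $K_0$.** This step allows iteration. By Proposition 1.5 the path depends continuously on $\mathbf q$ for fixed $W$, and $G^\circ$ is open, so by Fatou's lemma $\mathbf q\mapsto P_{\mathbf q}(G^\circ)$ is lower semicontinuous. Being positive, it is at least some $\epsilon\in(0,\frac12]$ on the compact set $K_0\subset\mathcal D$.

**Step 3. Iteration.** This step gives the lower bound for all times. On $G^\circ$ the deformation $\Delta$ is constant, so a path started in $K_0$ or at $\mathbf x$ has $\mathbf X_1\in K_0$. By the Markov property,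
$$P_{\mathbf x}(\Delta_t=\Delta_0)\ge P_{\mathbf x}(G^\circ)\,\epsilon^{\lceil t\rceil-1}\ge ce^{-\kappa t}\qquad(t>0),$$
with $c=P_{\mathbf x}(G^\circ)>0$ and $\kappa=-\ln\epsilon>0$. The plane $A=\{\Delta=\Delta_0\}$ is $m$-null, so $P_t(\mathbf x,\cdot)$ is not absolutely continuous with respect to $m$. By Part 1, $\mu(A)=0$, so $|P_t(\mathbf x,A)-\mu(A)|\ge ce^{-\kappa t}$.

### 9.3 Part 3: $P_t$ is never strong Feller

Fix $t>0$ and $\mathbf x\in\mathcal D$ with plastic deformation $\Delta_0$, and let $\phi=1_{\{\Delta=\Delta_0\}}$. By Part 2, $P_t\phi(\mathbf x)>0$. Take $\mathbf x_n\to\mathbf x$ whose plastic deformations $\Delta^{(n)}$ differ from $\Delta_0$, and start at $\mathbf x_n$. If $\tau\ge t$, then $\Delta_t=\Delta^{(n)}\ne\Delta_0$. On $\{\tau<t\}$, the $m$-null set $\{\Delta=\Delta_0\}$ is hit at time $t$ with probability $0$, by Lemma 9.1. So $P_t\phi(\mathbf x_n)=0$ for all $n$, and $P_t\phi$ is discontinuous at $\mathbf x$. This completes the proof of Theorem C. $\blacksquare$
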